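\title{The strong energy inequality for a rigid body moving freely in a viscous incompressible fluid}

\begin{abstract}
A rigid body moves freely in a viscous incompressible fluid that fills the rest of $\mathbb R^3$. For every initial datum of finite energy we construct a weak solution of the coupled system that satisfies the energy inequality in the strong form, that is, between every time $t$ and almost every earlier time $s$. The solution is a limit of approximations with an exact energy equality, and the point is to show that no energy escapes to spatial infinity, uniformly in the approximation. The pressure is eliminated by testing with $J(\phi_RJ^*u)$, where $J$ cuts off the vector potential and so produces divergence-free fields that vanish near the body; the unbounded coefficient due to the rotation of the frame is handled by radial cut-offs. The result extends to forces and torques that are locally integrable in time. We also show that, for any weak solution with the strong energy inequality, the admissible times $s$ are exactly the times of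 strong right-continuity.
\end{abstract}

\section{The problem and the results}\label{sec:intro}

\subsection{The equations of motion}

Let the body $\mathcal B\subset\mathbb R^3$ be a compact set that is the closure of its nonempty interior and has a Lipschitz (or smoother) boundary. Fix $R_0$ with $\mathcal B\subset B_{R_0}=\{|x|<R_0\}$. A Newtonian incompressible fluid of viscosity $1$ occupies $\Omega=\mathbb R^3\setminus\mathcal B$. We use a principal frame of inertia attached to the body, with origin at its center of mass, so that $\Omega$ does not depend on time. The unknowns are the velocity $u$ and the pressure $\pi$ of the fluid and the translational and angular velocities $\xi(t),\omega(t)\in\mathbb R^3$ of the body; $V(t,x)=\xi(t)+\omega(t)\times x$ is the rigid velocity field. Without external forces and torques the motion is governed, for $t>0$, by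
\begin{equation}\label{eq:system}
\left\{
\begin{aligned}
&u_t-\Delta u+(u-V)\cdot\nabla u+\omega\times u+\nabla\pi=0,\qquad \nabla\cdot u=0 &&\text{in }\Omega,\\
&u=V\ \text{ on }\partial\Omega,\qquad \lim_{|x|\to\infty}u(t,x)=0,\\
&m\dot\xi+m\,\omega\times\xi+\int_{\partial\Omega}\mathbb T(u,\pi)\nu=0,\\
&I\dot\omega+\omega\times I\omega+\int_{\partial\Omega}x\times\mathbb T(u,\pi)\nu=0,\\
&u(0)=u_0,\qquad \xi(0)=\xi_0,\qquad \omega(0)=\omega_0 .
\end{aligned}
\right.
\end{equation}
Here $m>0$ is the mass of the body, $I$ is its inertia tensor, diagonal and positive definite, $\nu$ is the outer unit normal to $\partial\Omega$ (it points into the body), $\mathbb D(u)=\frac12(\nabla u+(\nabla u)^T)$, and $\mathbb T(u,\pi)=-\pi\mathbb I+2\mathbb D(u)$ is the stress tensor. We write $a\cdot\nabla u=\sum_ia_i\partial_iu$.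

The terms $-V\cdot\nabla u+\omega\times u$ come from the moving frame. If the body occupies $y_c(t)+O(t)\mathcal B$ with $O(t)$ a rotation, $\dot y_c=O\xi$ and $\dot Ox=O(\omega\times x)$, and if $U$ is the fluid velocity in the fixed frame, then $u(t,x)=O^TU(t,y_c+Ox)$, and the chain rule gives $O^TU_t=u_t-V\cdot\nabla u+\omega\times u$. The price of a fixed domain is thus a coefficient $\omega\times x$ that is unknown and grows at infinity.

Let $\varphi$ be divergence-free with $\varphi=\eta+\chi\times x$ on $\partial\Omega$. Since $\Delta u-\nabla\pi=\nabla\cdot\mathbb T$, an integration by parts gives, for a smooth decaying solution,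
\[
\int_\Omega(\Delta u-\nabla\pi)\cdot\varphi=\eta\cdot\int_{\partial\Omega}\mathbb T\nu+\chi\cdot\int_{\partial\Omega}x\times\mathbb T\nu-2(\mathbb D(u),\mathbb D(\varphi))_\Omega ,
\]
where $(\cdot,\cdot)_\Omega$ is the inner product of $L^2(\Omega)$. The boundary integrals are given by the equations of the body, so
\[
(u_t+(u-V)\cdot\nabla u+\omega\times u,\varphi)_\Omega+2(\mathbb D(u),\mathbb D(\varphi))_\Omega+m(\dot\xi+\omega\times\xi)\cdot\eta+(I\dot\omega+\omega\times I\omega)\cdot\chi=0 .
\]
Neither the pressure nor the boundary stress appears. Take $\varphi=u$. The convective term vanishes because $u-V$ is divergence-free and zero on $\partial\Omega$, and the three cross products do no work. With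
\[
E(t)=\|u(t)\|_{L^2(\Omega)}^2+m|\xi(t)|^2+I\omega(t)\cdot\omega(t),
\]
twice the total kinetic energy, one obtains $\dot E+4\|\mathbb D(u)\|_{L^2(\Omega)}^2=0$: the quantity
\begin{equation}\label{eq:Lambda}
\Lambda(t)=E(t)+4\int_0^t\|\mathbb D(u)\|_{L^2(\Omega)}^2\,d\tau ,
\end{equation}
energy present plus energy dissipated by viscosity, is constant.

\subsection{Weak solutions and energy inequalities}

A datum $(u_0,\xi_0,\omega_0)$ is \emph{admissible} if $u_0\in L^2(\Omega)$, $\nabla\cdot u_0=0$ weakly, $\xi_0,\omega_0\in\mathbb R^3$, and $u_0\cdot\nu=(\xi_0+\omega_0\times x)\cdot\nu$ on $\partial\Omega$ in the sense of normal traces. A \emph{test field} is a smooth divergence-free field $\varphi$ with compact support in $[0,\infty)\times\overline\Omega$ such that $\varphi(t,x)=\eta(t)+\chi(t)\times x$ on $\partial\Omega$ for some smooth $\eta,\chi:[0,\infty)\to\mathbb R^3$. By $C_w([0,\infty);X)$ we denote the functions that are continuous for the weak topology of $X$.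

\begin{definition}\label{def:weak}
A \emph{weak solution} of \eqref{eq:system} is a triple $(u,\xi,\omega)$ such that
\begin{enumerate}
\item[(a)] $u\in L^\infty(0,\infty;L^2(\Omega))\cap C_w([0,\infty);L^2(\Omega))$, $\nabla u\in L^2(0,\infty;L^2(\Omega))$, and $\xi,\omega\in L^\infty(0,\infty;\mathbb R^3)\cap C([0,\infty);\mathbb R^3)$;
\item[(b)] for almost every $t$, $\nabla\cdot u(t)=0$ weakly in $\Omega$ and $u(t)=\xi(t)+\omega(t)\times x$ on $\partial\Omega$ in the sense of traces;
\item[(c)] for every test field $\varphi$,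
\begin{multline}\label{eq:weak}
\int_0^\infty\Big[-(u,\varphi_t)_\Omega-m\,\xi\cdot\dot\eta-I\omega\cdot\dot\chi+2(\mathbb D(u),\mathbb D(\varphi))_\Omega+((u-V)\cdot\nabla u+\omega\times u,\varphi)_\Omega\\
+m(\omega\times\xi)\cdot\eta+(\omega\times I\omega)\cdot\chi\Big]dt=(u_0,\varphi(0))_\Omega+m\,\xi_0\cdot\eta(0)+I\omega_0\cdot\chi(0).
\end{multline}
\end{enumerate}
\end{definition}

By (a), $u(t)$, $\xi(t)$, $\omega(t)$ and $E(t)$ are defined for every $t\ge0$, and the initial data are attained. A weak solution is not an admissible test field, so the constancy of $\Lambda$ cannot be derived from \eqref{eq:weak}. It is known that every admissible datum has a weak solution with the energy inequality \emph{of Hopf type}, $\Lambda(t)\le\Lambda(0)$ for all $t>0$. This inequality compares each time with the initial time only, and it does not forbid the energy to increase between two later times. The inequality \emph{in the strong form},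
\begin{equation}\label{eq:sei}
E(t)+4\int_s^t\|\mathbb D(u)\|_{L^2(\Omega)}^2\,d\tau\le E(s)\qquad\text{for all }t>0,\text{ almost all }s\in(0,t)\text{ and }s=0,
\end{equation}
says $\Lambda(t)\le\Lambda(s)$: the clock may be restarted at almost every time, and no energy is created afterwards. For the Navier--Stokes Cauchy problem, Leray's weak solution satisfies the analogous inequality $\|u(t)\|_2^2+2\int_s^t\|\nabla u\|_2^2\,d\tau\le\|u(s)\|_2^2$ for the same $s$ and $t$. For \eqref{eq:system} the question is left open in \cite{MP}, where the construction of such a solution is said to seem still out of reach.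

\medskip
\noindent\textbf{Question.} Does every admissible datum have a weak solution of \eqref{eq:system} that satisfies \eqref{eq:sei}?
\medskip

One expects the answer yes, since reasonable approximations $u_n$ satisfy the equality $\Lambda_n(t)=\Lambda_n(s)$. The difficulty is in the limit. Norms can only drop under weak convergence. At time $t$, on the left of \eqref{eq:sei}, this is the right direction. At time $s$, on the right, one needs $E_n(s)\to E(s)$, that is, strong convergence of $u_n(s)$ in $L^2(\Omega)$. At $s=0$ it is arranged by the choice of the data, which gives the inequality of Hopf type. For $s>0$ the dissipation bound yields strong convergence on bounded sets for almost every $s$, and nothing more: the translates $w(\cdot-ke_1)$ of a fixed $w\in C_c^\infty$ are bounded in $H^1$ and vanish on every ball for large $k$, but keep their $L^2$ norm. Everything therefore depends on a bound for the energy in $\{|x|>R\}$ that is uniform in $n$ and small for large $R$.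

\subsection{Results}

\begin{theorem}\label{thm:main}
For every admissible datum $(u_0,\xi_0,\omega_0)$ there are a weak solution of \eqref{eq:system} and a set $G\subset[0,\infty)$ of full measure with $0\in G$ such that
\begin{equation}\label{eq:main}
E(t)+4\int_s^t\|\mathbb D(u)\|_{L^2(\Omega)}^2\,d\tau\le E(s)\qquad\text{for all }s\in G\text{ and all }t>s.
\end{equation}
Moreover, for all $t\ge0$ and $R\ge4R_0$,
\begin{equation}\label{eq:tail}
\int_{|x|>2R}|u(t)|^2\,dx\le4\int_{|x|>R}|u_0|^2\,dx+K(1+t)R^{-1/2},
\end{equation}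
with $K$ depending only on $\mathcal B$, $m$, $I$, $R_0$ and $E(0)$.
\end{theorem}

This answers the question affirmatively. The method tolerates external forces. Given a force $f$ on the fluid and a force $F$ and a torque $M$ on the body, a weak solution of the \emph{forced problem} is defined as in Definition~\ref{def:weak}, with $\int_0^\infty[(f,\varphi)_\Omega+F\cdot\eta+M\cdot\chi]\,dt$ added to the right side of \eqref{eq:weak}, and with the bounds in (a) required on $(0,T)$ for every finite $T$ instead of on $(0,\infty)$.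

\begin{theorem}\label{thm:forces}
Let $f\in L^1_{\mathrm{loc}}([0,\infty);L^2(\Omega))$ and $F,M\in L^1_{\mathrm{loc}}([0,\infty);\mathbb R^3)$. For every admissible datum there is a weak solution of the forced problem such that, for almost all $s\ge0$, for $s=0$, and for all $t>s$,
\[
E(t)+4\int_s^t\|\mathbb D(u)\|_{L^2(\Omega)}^2\,d\tau\le E(s)+2\int_s^t\big[(f,u)_\Omega+F\cdot\xi+M\cdot\omega\big]d\tau ,
\]
and $\lim_{R\to\infty}\sup_{t\le T}\int_{|x|>R}|u(t)|^2\,dx=0$ for every $T$.
\end{theorem}

The last result identifies the good times $s$, whatever the construction of the solution.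

\begin{theorem}\label{thm:times}
Let $(u,\xi,\omega)$ be any weak solution of \eqref{eq:system} that satisfies \eqref{eq:sei}. The set of all $s\ge0$ for which the inequality holds for every $t>s$ is exactly the set of times at which $u:[0,\infty)\to L^2(\Omega)$ is strongly right-continuous. In particular this set contains $0$ and has null complement. Moreover $E$ coincides almost everywhere with a nonincreasing function.
\end{theorem}

Section~\ref{sec:model} proves the tail estimate when there is no body; its two lemmas are used again in the general case. Sections~\ref{sec:space} and~\ref{sec:approx} set up the energy space and the approximate problems. Section~\ref{sec:J} constructs the test fields that replace the Helmholtz projection in the presence of the body, and Section~\ref{sec:tail} proves the uniform tail estimate. The three theorems are proved in Sections~\ref{sec:limit}, \ref{sec:forces} and~\ref{sec:times}.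

\section{Energy at infinity when there is no body}\label{sec:model}

\subsection{Tools on the whole space}

Integrals without a domain are over $\mathbb R^3$; $\|\cdot\|$ and $(\cdot,\cdot)$ refer to $L^2(\mathbb R^3)$, $\|\cdot\|_p$ to $L^p(\mathbb R^3)$, and $(\nabla z,\nabla Y)=\sum_{i,j}(\partial_iz_j,\partial_iY_j)$. All integrations by parts below are instances of one fact, which follows from the density of $C_c^\infty$ in $W^{1,1}$ and in $H^1$: if $\operatorname{div}a=0$ in the sense of distributions on $\mathbb R^3$, then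
\begin{equation}\label{eq:ibp}
\int a\cdot\nabla p=0\qquad\text{if }a\in L^\infty,\ p\in W^{1,1},\quad\text{or if }a\in L^2,\ p\in H^1 .
\end{equation}
A product of two functions in $H^1$ lies in $W^{1,1}$. The inequalities of H\"older, $\|u\|_4\le\|u\|^{1/4}\|u\|_6^{3/4}$, and Sobolev, $\|u\|_6\le C\|\nabla u\|$, give
\begin{equation}\label{eq:L4}
\|u\|_4^2\le C\|u\|^{1/2}\|\nabla u\|^{3/2}\qquad(u\in H^1).
\end{equation}
Let $\rho\in C_c^\infty(B_1)$, $\rho\ge0$, $\int\rho=1$, and $\rho_n(x)=n^3\rho(nx)$. Then $\|\rho_n*u\|_p\le\|u\|_p$ and $\|\rho_n*u\|_\infty\le\|\rho_n\|\,\|u\|$, and $\rho_n*u$ is divergence-free if $u$ is.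

Let $\Gamma(x)=1/(4\pi|x|)$, so that $-\Delta\Gamma=\delta$ and $|D^k\Gamma(x)|\le C_k|x|^{-1-k}$. For a vector field $W$ define the vector and scalar potentials
\[
AW(x)=\int\nabla\Gamma(x-y)\times W(y)\,dy,\qquad g_W(x)=-\int\nabla\Gamma(x-y)\cdot W(y)\,dy ,
\]
that is, $A=\operatorname{curl}(-\Delta)^{-1}$ and $g_W=-\operatorname{div}(-\Delta)^{-1}W$. By the Hardy--Littlewood--Sobolev inequality, convolution with $|x|^{-2}$ maps $L^p$ to $L^q$ for $1<p<3$, $1/q=1/p-1/3$. Hence $A$ and $W\mapsto g_W$ are bounded from $L^2$ to $L^6$ and from $L^{6/5}$ to $L^2$. Since $\nabla\Gamma$ is odd, $A$ is symmetric: $\int AW\cdot h=\int W\cdot Ah$ for $W\in L^2$, $h\in L^{6/5}$. Let $\Pi$ be the Helmholtz projection, the orthogonal projection of $L^2(\mathbb R^3)^3$ onto divergence-free fields; its Fourier symbol is $\mathrm{Id}-\kappa\kappa^T/|\kappa|^2$, so it is also bounded on $H^1$. The Fourier transform of $\nabla\Gamma$ is $i\kappa/|\kappa|^2$. Comparing symbols gives, for $W\in L^2$,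
\begin{equation}\label{eq:helm}
\operatorname{curl}AW=\Pi W,\quad \operatorname{div}AW=0,\quad\|\nabla AW\|\le\|W\|,\quad\nabla g_W=W-\Pi W,\quad\|\nabla g_W\|\le\|W\| ,
\end{equation}
and, because $\widehat{\nabla g_W}=\kappa(\kappa\cdot\widehat W)/|\kappa|^2=-i\kappa\,\widehat{\operatorname{div}W}/|\kappa|^2$,
\begin{equation}\label{eq:helm2}
\begin{aligned}
&\|\nabla^2g_W\|=\|\operatorname{div}W\|&&\text{if }W\in H^1,\\
&\nabla g_W=-\nabla\Gamma*\operatorname{div}W&&\text{if }\operatorname{div}W\in L^2\text{ has compact support.}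
\end{aligned}
\end{equation}

\subsection{Two identities}

Fix $\phi\in C^\infty(\mathbb R)$ with $0\le\phi\le1$, $\phi=0$ on $(-\infty,1]$, $\phi=1$ on $[2,\infty)$, and let $\phi_R(x)=\phi(|x|/R)$, so that $|D^k\phi_R|\le C_kR^{-k}$. The quantity $\int\phi_R|u|^2$ lies between the energies in $\{|x|>2R\}$ and in $\{|x|>R\}$.

In the approximate problems the transporting field $u-V$ must be bounded, so $u$ is mollified and the rotation is cut off. Let $\xi,\omega\in\mathbb R^3$, let $\bar u\in L^2\cap L^\infty$ be divergence-free, and let $\theta=\theta(|x|)$ be smooth, radial and compactly supported with $0\le\theta\le1$. Put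
\[
\beta(x)=\omega\times x,\qquad a=\bar u-\xi-\theta\beta,\qquad\delta=\sup_{r>0}r|\theta'(r)| .
\]
The field $a$ is bounded, and it is divergence-free because $\operatorname{div}\beta=0$ and $\beta$ is orthogonal to $x$, hence to $\nabla\theta$. For $z,Y\in H^1(\mathbb R^3)^3$ let
\begin{equation}\label{eq:L}
L(z,Y)=-(\nabla z,\nabla Y)+\int(a\cdot\nabla Y)\cdot z-\int\theta(\omega\times z)\cdot Y ,
\end{equation}
the weak form of $\Delta z-a\cdot\nabla z-\theta\omega\times z$ tested with $Y$.

\begin{lemma}[Localization]\label{lem:loc}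
For $z\in H^1$ and $R>0$,
\begin{align*}
L(z,\phi_Rz)&=-\int\phi_R|\nabla z|^2+\frac12\int\Delta\phi_R|z|^2+\frac12\int(\bar u-\xi)\cdot\nabla\phi_R\,|z|^2\\
&\le CR^{-2}\|z\|^2+CR^{-1}\Big(\|\bar u\|\,\|z\|_{L^4(|x|>R)}^2+|\xi|\,\|z\|^2\Big).
\end{align*}
\end{lemma}

\begin{proof}
First, $(\nabla z,\nabla(\phi_Rz))=\int\phi_R|\nabla z|^2+\frac12\int\nabla\phi_R\cdot\nabla|z|^2$, and the last integral equals $-\frac12\int\Delta\phi_R|z|^2$. Next, $(a\cdot\nabla(\phi_Rz))\cdot z=\frac12a\cdot\nabla(\phi_R|z|^2)+\frac12(a\cdot\nabla\phi_R)|z|^2$, and the first term integrates to zero by \eqref{eq:ibp}. Since $\phi_R$ is radial, $\beta\cdot\nabla\phi_R=0$, so $a\cdot\nabla\phi_R=(\bar u-\xi)\cdot\nabla\phi_R$. Finally $(\omega\times z)\cdot z=0$. The inequality is H\"older's.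
\end{proof}

The rotation has disappeared because it carries no energy across spheres centered at the origin. For a cut-off $\phi(x/R)$ that is not radial, $\beta\cdot\nabla\phi_R$ would have size $|\omega|$ and would not be small.

\begin{lemma}[Gradients]\label{lem:grad}
Let $u\in H^1$ be divergence-free and let $\nabla g\in H^1$. Then
\[
L(u,\nabla g)=\int(\bar u\cdot\nabla\nabla g)\cdot u+\int(u\cdot\nabla\theta)(\beta\cdot\nabla g),
\]
and therefore $|L(u,\nabla g)|\le\|\bar u\|_4\|u\|_4\|\nabla^2g\|+\delta|\omega|\,\|u\|\,\|\nabla g\|$.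
\end{lemma}

\begin{proof}
For each $k$ the field $\partial_ku\in L^2$ is divergence-free and $\partial_kg\in H^1$, so $(\partial_ku,\nabla\partial_kg)=0$ by \eqref{eq:ibp}: the viscous term vanishes. By the symmetry of second derivatives, $(\xi\cdot\nabla\nabla g)\cdot u=u\cdot\nabla(\xi\cdot\nabla g)$, which integrates to zero. For the rotation, $u\cdot\nabla\beta=\omega\times u$, and the product rule gives
\begin{equation}\label{eq:rot}
u\cdot\nabla(\beta\cdot\nabla g)=(\omega\times u)\cdot\nabla g+(\beta\cdot\nabla\nabla g)\cdot u .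
\end{equation}
So the two terms of $L(u,\nabla g)$ that contain $\omega$ add up to
\[
-\int\theta\,u\cdot\nabla(\beta\cdot\nabla g)=-\int u\cdot\nabla(\theta\beta\cdot\nabla g)+\int(u\cdot\nabla\theta)(\beta\cdot\nabla g),
\]
and the first integral on the right vanishes by \eqref{eq:ibp}, since $\theta\beta\cdot\nabla g\in H^1$. The bound follows from $|\nabla\theta|\,|\beta|\le|\omega|\,|x|\,|\theta'(|x|)|\le\delta|\omega|$.
\end{proof}

Identity \eqref{eq:rot} says that $-\beta\cdot\nabla u+\omega\times u$ is divergence-free together with $u$: the two terms produced by the rotation of the frame generate no pressure, but only jointly. Cutting them off by $\theta$ spoils the cancellation by an amount proportional to $\delta$.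

\subsection{The tail estimate without a body}

Let $\xi(t)$, $\omega(t)$ be given bounded continuous functions and let $u\in C^1([0,\infty);H^1)$ be divergence-free and satisfy
\[
(u_t,\varphi)=L(u,\varphi)\qquad\text{for all divergence-free }\varphi\in H^1(\mathbb R^3),
\]
where $L$ is built from $\xi(t)$, $\omega(t)$ and $\bar u=\rho_n*u(t)$. This is the mollified Navier--Stokes system on $\mathbb R^3$ seen from a moving frame. The choice $\varphi=u$ gives $\frac d{dt}\|u\|^2+2\|\nabla u\|^2=0$ by \eqref{eq:ibp}. Let $K$ denote constants that depend only on $\|u(0)\|$, $\sup|\xi|$ and $\sup|\omega|$.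

The field $W=\phi_Ru$ is not divergence-free, so we test with $\Pi W=W-\nabla g$, $g=g_W$. Because $u_t=\Pi u_t$ and $\Pi$ is self-adjoint, $(u_t,\Pi W)=(u_t,\phi_Ru)$, and
\begin{equation}\label{eq:model}
\frac12\frac d{dt}\int\phi_R|u|^2=L(u,\phi_Ru)-L(u,\nabla g).
\end{equation}
By \eqref{eq:helm} and \eqref{eq:helm2}, $\|\nabla g\|\le\|u\|$ and $\|\nabla^2g\|=\|\nabla\phi_R\cdot u\|\le CR^{-1}\|u\|$. Lemmas~\ref{lem:loc} and~\ref{lem:grad} and \eqref{eq:L4} bound the right side of \eqref{eq:model}, for $R\ge1$, by $KR^{-1}(1+\|\nabla u\|^{3/2})+K\delta$. Since $\|\nabla u\|^{3/2}\le1+\|\nabla u\|^2$ and $\int_0^\infty\|\nabla u\|^2dt\le K$,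
\[
\int_{|x|>2R}|u(t)|^2\le\int_{|x|>R}|u(0)|^2+K(1+t)(R^{-1}+\delta).
\]
The constant does not depend on the mollifier or on the support of $\theta$. This is the desired estimate, provided $\delta\to0$ along the approximation.

The term $-L(u,\nabla g)$ is the work of the pressure. Indeed, if $u_t=\Delta u-a\cdot\nabla u-\theta\omega\times u-\nabla\pi$ with $\pi\in H^1$, then testing with $\nabla g$ gives $0=L(u,\nabla g)+\int\pi\Delta g$, and $\Delta g=\operatorname{div}W=u\cdot\nabla\phi_R$. Lemma~\ref{lem:grad} thus estimates $\int\pi\,u\cdot\nabla\phi_R$ by duality.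

\subsection{What the body changes}\label{sub:obstacle}

On $\mathbb R^3$ the pressure is determined by a Poisson equation with a source quadratic in $u$. In $\Omega$ it also depends on Neumann data, and the normal component of the momentum equation on $\partial\Omega$ contains $\Delta u$, $\dot\xi$ and $\dot\omega$, which the energy does not control: we have no uniform bound for the pressure near the body. On the dual side, the argument above used three properties of the test field $\Pi(\phi_Ru)$. It is admissible; its pairing with $u_t$ is a time derivative; and it equals $\phi_Ru$ up to a gradient. With a body, $\Pi(\phi_Ru)$ is not rigid on $\partial\Omega$. The orthogonal projection in the energy space would keep the second property, but it prescribes only the normal component on $\partial\Omega$, while test fields must satisfy the full no-slip condition.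

The remedy has two steps. Write $\Pi W=\operatorname{curl}AW$ and cut off the potential rather than the field: $JW=\operatorname{curl}(\psi AW)$, with $\psi=0$ near the body and $\psi=1$ far from it, is divergence-free and vanishes near the body. It differs from $\Pi W$ only on a fixed ball, where the potentials of a field $W$ supported far away are small. But $J$ is not self-adjoint, and $(u_t,J(\phi_Ru))$ is not a time derivative. So we symmetrize and test with $J(\phi_RJ^*u)$, whose pairing with $u_t$ is $\frac12\frac d{dt}\int\phi_R|J^*u|^2$. Far from the body $J^*u$ differs from $u$ by a decaying harmonic field. Identity \eqref{eq:model} then acquires two new terms, one for each step, and both are of order $R^{-1/2}$.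

\section{The energy space}\label{sec:space}

We treat fluid and body as one velocity field on $\mathbb R^3$. Let
\[
H=\{w\in L^2(\mathbb R^3)^3:\ \operatorname{div}w=0\text{ in }\mathbb R^3,\ w=\xi_w+\omega_w\times x\text{ on }\mathcal B\text{ for some }\xi_w,\omega_w\in\mathbb R^3\},
\]
\[
\mathcal V=H\cap H^1(\mathbb R^3)^3,\qquad\langle u,w\rangle_H=(u,w)_\Omega+m\,\xi_u\cdot\xi_w+I\omega_u\cdot\omega_w ,
\]
with the $H^1$ norm on $\mathcal V$. The quadratic form $\int_{\mathcal B}|\xi+\omega\times x|^2dx$ on $\mathbb R^6$ is positive definite: if it vanishes, $\xi+\omega\times x=0$ on the interior of $\mathcal B$, which is nonempty, and differentiating gives $\omega=0$, then $\xi=0$. So $\xi_w,\omega_w$ are determined by $w$ and depend boundedly on it, $H$ is closed in $L^2(\mathbb R^3)$, and, since $m|\xi|^2+I\omega\cdot\omega$ is another positive definite form on $\mathbb R^6$, the norms $\|\cdot\|_H$ and $\|\cdot\|$ are equivalent on $H$. In particular a sequence in $H$ converges weakly in $H$ if and only if it converges weakly in $L^2(\mathbb R^3)$.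 Of $I$ we use only that it is symmetric and positive definite.

Extend a triple $(u,\xi,\omega)$ with $u\in L^2(\Omega)$, $\operatorname{div}u=0$ in $\Omega$, by $V=\xi+\omega\times x$ into $\mathcal B$. For $p\in C_c^\infty(\mathbb R^3)$, Green's formula in $\Omega$ and in $\mathcal B$ gives $\int u\cdot\nabla p=\langle u\cdot\nu-V\cdot\nu,p\rangle_{\partial\Omega}$, so the extension lies in $H$ exactly when the normal traces agree. Since $\partial\Omega$ is Lipschitz, it lies in $\mathcal V$ exactly when $u\in H^1(\Omega)$ and $u=V$ on $\partial\Omega$. From now on $u$ always denotes the extended field; admissible data are the elements $u_0\in H$, and $E=\|u\|_H^2$. For $u,\varphi\in\mathcal V$ we have $\mathbb D(u)=0$ on $\mathcal B$ and $\int\partial_iu_j\,\partial_j\varphi_i=\int\operatorname{div}u\operatorname{div}\varphi=0$ (integrate by parts twice for smooth fields, then use density in $H^1$). Hence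
\begin{equation}\label{eq:korn}
2(\mathbb D(u),\mathbb D(\varphi))_\Omega=(\nabla u,\nabla\varphi),\qquad4\|\mathbb D(u)\|_{L^2(\Omega)}^2=2\|\nabla u\|^2 .
\end{equation}

\begin{lemma}\label{lem:dense}
The space $\mathcal D$ of divergence-free fields in $C_c^\infty(\mathbb R^3)^3$ that are rigid in a neighborhood of $\mathcal B$ is dense in $H$. Hence $\mathcal V$ is dense in $H$.
\end{lemma}

\begin{proof}
Let $u\in H$ be orthogonal to $\mathcal D$ for $\langle\cdot,\cdot\rangle_H$. Then $(u,\varphi)_\Omega=0$ for all divergence-free $\varphi\in C_c^\infty(\Omega)$. By de Rham's theorem $u=\nabla q$ in $\Omega$, and since a distribution with gradient in $L^2$ on a bounded Lipschitz open set is itself in $L^2$, we have $q\in H^1(\Omega\cap B_\lambda)$ for all $\lambda>R_0$.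

Let $\zeta\in C_c^\infty(\mathbb R^3)$ equal $1$ near $\mathcal B$ and let $\varphi=\operatorname{curl}\big(\zeta\,[\frac12\xi_u\times x-\frac12|x|^2\omega_u]\big)$. Since $\operatorname{curl}(\xi\times x)=2\xi$ and $\operatorname{curl}(|x|^2\omega)=2x\times\omega$, the field $\varphi$ equals $\xi_u+\omega_u\times x$ near $\mathcal B$, so $\varphi\in\mathcal D$, and $z=u-\varphi\in L^2(\mathbb R^3)$ is divergence-free and vanishes on $\mathcal B$. Therefore
\[
\|u\|_H^2=\langle u,u-\varphi\rangle_H=\int_\Omega\nabla q\cdot z .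
\]
For $\lambda>R_0$ let $\zeta_\lambda=1-\phi_\lambda$, let $\Sigma_\lambda=B_{2\lambda}\setminus B_\lambda$, and let $c_\lambda$ be the mean of $q$ over $\Sigma_\lambda$. The function $\zeta_\lambda(q-c_\lambda)\in H^1(\Omega)$ extends to $H^1(\mathbb R^3)$ because $\partial\Omega$ is Lipschitz, and $z=0$ on $\mathcal B$, so \eqref{eq:ibp} gives $\int_\Omega z\cdot\nabla(\zeta_\lambda(q-c_\lambda))=0$. With Poincar\'e's inequality on the shell, whose constant scales like $\lambda$,
\[
\Big|\int_\Omega\zeta_\lambda\nabla q\cdot z\Big|=\Big|\int_{\Sigma_\lambda}(q-c_\lambda)\,z\cdot\nabla\zeta_\lambda\Big|\le\frac C\lambda\|z\|\,\|q-c_\lambda\|_{L^2(\Sigma_\lambda)}\le C\|z\|\,\|u\|_{L^2(\Sigma_\lambda)} .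
\]
As $\lambda\to\infty$ the left side tends to $\|u\|_H^2$ and the right side to $0$.
\end{proof}

By Lemma~\ref{lem:dense}, $\mathcal V\subset H\subset\mathcal V'$, where $h\in H$ acts by $\langle h,\cdot\rangle_H$; we write $\langle\cdot,\cdot\rangle$ for the duality between $\mathcal V'$ and $\mathcal V$. We recall the Lions--Magenes lemma. Let $\mathcal W_T=\{u\in L^2(0,T;\mathcal V):u'\in L^2(0,T;\mathcal V')\}$. Then $\mathcal W_T$ embeds continuously in $C([0,T];H)$, the space $C^1([0,T];\mathcal V)$ is dense in $\mathcal W_T$, and for $u,\varphi\in\mathcal W_T$ the function $\langle u,\varphi\rangle_H$ is absolutely continuous with derivative $\langle u',\varphi\rangle+\langle\varphi',u\rangle$.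

The following lemma collects all the compactness that energy bounds provide.

\begin{lemma}\label{lem:compact}
Let $u_k\in C([0,\infty);H)\cap L^2_{\mathrm{loc}}([0,\infty);\mathcal V)$ satisfy $\sup_{t\le T}\|u_k(t)\|_H^2+\int_0^T\|\nabla u_k\|^2dt\le K_T$ for all $k$ and $T$. Suppose that for every $\varphi$ in a dense subset of $H$ the functions $\langle u_k(\cdot),\varphi\rangle_H$ are equicontinuous on every $[0,T]$. Then there are a subsequence and $u\in C_w([0,\infty);H)\cap L^2_{\mathrm{loc}}([0,\infty);\mathcal V)$ such that, for all $T$ and $\lambda$,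
\begin{enumerate}
\item[(i)] $u_k(t)\rightharpoonup u(t)$ in $H$ for every $t\ge0$, and $\xi_{u_k}\to\xi_u$, $\omega_{u_k}\to\omega_u$ uniformly on $[0,T]$;
\item[(ii)] $u_k\rightharpoonup u$ and $\nabla u_k\rightharpoonup\nabla u$ in $L^2((0,T)\times\mathbb R^3)$;
\item[(iii)] $u_k\to u$ strongly in $L^2((0,T)\times B_\lambda)$.
\end{enumerate}
\end{lemma}

\begin{proof}
Choose countably many $\varphi_j$ in the dense subset that are still dense in $H$. By the Arzel\`a--Ascoli theorem and a diagonal argument, along a subsequence $\langle u_k,\varphi_j\rangle_H$ converges locally uniformly for each $j$. For $\varphi\in H$ and $t\le T$ we have $|\langle u_k-u_l,\varphi\rangle_H|\le|\langle u_k-u_l,\varphi_j\rangle_H|+2K_T^{1/2}\|\varphi-\varphi_j\|_H$, so $\langle u_k,\varphi\rangle_H$ converges locally uniformly. The limit is a bounded functional of $\varphi$, hence of the form $\langle u(t),\varphi\rangle_H$, and it is continuous in $t$. The components of $\xi_w$, $\omega_w$ are bounded functionals on $H$, which completes (i). By (i) and dominated convergence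 in $t$, $u_k\rightharpoonup u$ in $L^2((0,T)\times\mathbb R^3)$; as $\nabla u_k$ is bounded in this space, (ii) follows and $u\in L^2(0,T;\mathcal V)$. For (iii) let $d_k=u_k-u$. From $\|d-d(\cdot-y)\|\le|y|\,\|\nabla d\|$ we get $\|d-\rho_l*d\|\le l^{-1}\|\nabla d\|$, so
\[
\int_0^T\|d_k\|_{L^2(B_\lambda)}^2dt\le\frac2{l^2}\int_0^T\|\nabla d_k\|^2dt+2\int_0^T\!\!\int_{B_\lambda}|\rho_l*d_k|^2\,dx\,dt .
\]
For fixed $l$, $(\rho_l*d_k)(t,x)=\int\rho_l(x-y)d_k(t,y)\,dy$ tends to $0$ pointwise by (i) and is bounded uniformly in $k$, so the last integral tends to $0$. Let $k\to\infty$, then $l\to\infty$.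
\end{proof}

\section{Approximate problems with an energy equality}\label{sec:approx}

We want approximate solutions that may be tested with themselves and with $J(\phi_RJ^*u)$, both of which are merely in $\mathcal V$. This requires $u'\in L^2(0,T;\mathcal V')$, which holds if the transporting field is bounded. Three modifications are made.

First, $u$ is mollified in the transporting field. Second, the rotation is cut off, and by Lemma~\ref{lem:grad} the cut-off must have small $\delta$. A cut-off $\Theta(r/n)$ has $\delta$ independent of $n$. In general, a function that drops from $1$ to $0$ on $[r_1,r_2]$ with $|\theta'|\le\delta/r$ needs $\log(r_2/r_1)\ge1/\delta$, so the cut-off has to act on a logarithmic scale. Let $\Theta$ be smooth and nonincreasing with $\Theta=1$ on $(-\infty,0]$, $\Theta=0$ on $[2,\infty)$, $|\Theta'|\le1$, and let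
\begin{equation}\label{eq:theta}
\theta_n(r)=\Theta\big(n^{-1}\log(r/n)\big);\qquad\theta_n=1\text{ for }r\le n,\quad\theta_n=0\text{ for }r\ge ne^{2n},\quad r|\theta_n'(r)|\le\frac1n .
\end{equation}
For $u\in H$ put $a_n[u]=\rho_n*u-\xi_u-\theta_n(|x|)\,\omega_u\times x$. This field is smooth and divergence-free on $\mathbb R^3$, and $\|a_n[u]\|_\infty\le C_n\|u\|_H$. Third, after mollification $a_n[u]\cdot\nu$ need not vanish on $\partial\Omega$, and $\int_\Omega(a\cdot\nabla u)\cdot u$ would be a boundary flux of unknown sign. We therefore use the skew-symmetric form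
\[
b(a,u,\varphi)=\frac12\int_\Omega\big[(a\cdot\nabla u)\cdot\varphi-(a\cdot\nabla\varphi)\cdot u\big]dx .
\]
For $u,\varphi\in\mathcal V$ let
\[
\mathcal N_n(u,\varphi)=b(a_n[u],u,\varphi)+(\theta_n\,\omega_u\times u,\varphi)_\Omega+m(\omega_u\times\xi_u)\cdot\xi_\varphi+(\omega_u\times I\omega_u)\cdot\omega_\varphi .
\]
Each of the four terms vanishes for $\varphi=u$, and
\begin{equation}\label{eq:N}
\mathcal N_n(u,u)=0,\qquad|\mathcal N_n(u,\varphi)|\le C_n\|u\|_H\|u\|_{H^1}\|\varphi\|_{H^1}.
\end{equation}

\begin{lemma}\label{lem:approx}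
For every $u_0\in H$ and $n\ge1$ there is $u_n\in C([0,\infty);H)$, with $u_n\in\mathcal W_T$ for all $T$ and $u_n(0)=u_0$, such that for almost every $t$
\begin{equation}\label{eq:An}
\langle u_n',\varphi\rangle+(\nabla u_n,\nabla\varphi)+\mathcal N_n(u_n,\varphi)=0\qquad\text{for all }\varphi\in\mathcal V,
\end{equation}
and for all $0\le s\le t$
\begin{equation}\label{eq:equality}
\|u_n(t)\|_H^2+2\int_s^t\|\nabla u_n\|^2d\tau=\|u_n(s)\|_H^2 .
\end{equation}
\end{lemma}

\begin{proof}
Fix $n$. Let $w_1,w_2,\dots\in\mathcal V$ be linearly independent with span dense in $\mathcal V$, hence in $H$. Let $u^k(t)=\sum_{j\le k}c_j(t)w_j$ solve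
\[
\frac d{dt}\langle u^k,w_j\rangle_H+(\nabla u^k,\nabla w_j)+\mathcal N_n(u^k,w_j)=0\qquad(j\le k),
\]
with $u^k(0)$ the $H$-orthogonal projection of $u_0$ onto the span of $w_1,\dots,w_k$, so that $u^k(0)\to u_0$ in $H$. After inverting the Gram matrix this is an ordinary differential equation with quadratic right side. Multiplying by $c_j$ and summing gives, by \eqref{eq:N}, $\|u^k(t)\|_H^2+2\int_0^t\|\nabla u^k\|^2=\|u^k(0)\|_H^2\le\|u_0\|_H^2$, so $u^k$ exists for all times. By \eqref{eq:N} again, $\frac d{dt}\langle u^k,w_j\rangle_H$ is bounded in $L^2(0,T)$ uniformly in $k\ge j$, which gives equicontinuity. Let $u$ be the limit provided by Lemma~\ref{lem:compact}; then $u(0)=u_0$.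

By Lemma~\ref{lem:compact}(i), $a_n[u^k](t,x)\to a_n[u](t,x)$ pointwise, and these fields are bounded uniformly in $k$. By dominated convergence $a_n[u^k]\otimes w_j$ and $a_n[u^k]\cdot\nabla w_j$ converge strongly in $L^2((0,T)\times\Omega)$. In $b$ they are paired with $\nabla u^k$ and $u^k$, which converge weakly; in the remaining terms of $\mathcal N_n$, $\xi_{u^k}$ and $\omega_{u^k}$ converge uniformly. Hence, for $\sigma\in C_c^\infty(0,T)$ and $w=w_j$,
\[
-\int_0^T\sigma'\langle u,w\rangle_H\,dt+\int_0^T\sigma\big[(\nabla u,\nabla w)+\mathcal N_n(u,w)\big]dt=0 .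
\]
By \eqref{eq:N} the bracket defines an element of $L^2(0,T;\mathcal V')$, so the identity extends to all $w\in\mathcal V$, $u\in\mathcal W_T$, and \eqref{eq:An} holds. The Lions--Magenes lemma gives $u\in C([0,T];H)$ and $\frac d{dt}\|u\|_H^2=2\langle u',u\rangle=-2\|\nabla u\|^2$.
\end{proof}

From now on $C$ denotes constants that depend only on $\mathcal B$, $m$, $I$, $R_0$, and $K$ constants that may also depend on $E(0)=\|u_0\|_H^2$; none depends on $n$, $R$ or $t$. Write $\xi_n=\xi_{u_n}$, $\omega_n=\omega_{u_n}$. By \eqref{eq:equality},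
\begin{equation}\label{eq:bounds}
\|u_n(t)\|+|\xi_n(t)|+|\omega_n(t)|\le K,\qquad\int_0^\infty\|\nabla u_n\|^2dt\le K .
\end{equation}

\section{Divergence-free fields that vanish on the body}\label{sec:J}

Let $\psi=\phi_{R_0}$, so that $\psi=0$ on $B_{R_0}\supset\mathcal B$, $\psi=1$ for $|x|\ge2R_0$, and $\nabla\psi$ is supported in $\{R_0\le|x|\le2R_0\}$. Nothing about the shape of the body is used in this section and the next beyond $\mathcal B\subset B_{R_0}$. For $W\in L^2(\mathbb R^3)^3$ define, using \eqref{eq:helm},
\begin{equation}\label{eq:J}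
JW=\operatorname{curl}(\psi AW)=\psi\,\Pi W+\nabla\psi\times AW .
\end{equation}

\begin{lemma}\label{lem:J}
The field $JW$ is divergence-free and vanishes on $B_{R_0}$. The maps $J:L^2\to H$ and $J:H^1\to\mathcal V$ are bounded, and $\xi_{JW}=\omega_{JW}=0$. The adjoint of $J$ in $L^2(\mathbb R^3)$ is
\[
J^*u=\Pi(\psi u)-A(\nabla\psi\times u);
\]
it is bounded on $L^2$ and on $H^1$, and $\operatorname{div}J^*u=0$.
\end{lemma}

\begin{proof}
The first statement is read off from $JW=\operatorname{curl}(\psi AW)$. Since $\|AW\|_6+\|\nabla AW\|\le C\|W\|$ and $\nabla\psi$ has compact support, $\|\nabla\psi\times AW\|_{H^1}\le C\|W\|$; as $\Pi$ is bounded on $L^2$ and $H^1$, so is $J$. For $u\in L^2$ the field $h=\nabla\psi\times u$ satisfies $\|h\|_{6/5}+\|h\|\le C\|u\|$. From $(\nabla\psi\times AW)\cdot u=-AW\cdot h$ and the symmetry of $\Pi$ and $A$ we get $(JW,u)=(W,\Pi(\psi u))-(W,Ah)$. Finally $\|Ah\|\le C\|h\|_{6/5}$, $\|\nabla Ah\|\le\|h\|$ and $\operatorname{div}Ah=0$.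
\end{proof}

We shall estimate the tail of $J^*u$ rather than of $u$, so we must compare the two.

\begin{lemma}[Far field of $J^*u$]\label{lem:far}
Let $u\in H$ and $v=J^*u$. Then $u=v+w$ in $\{|x|>2R_0\}$, where $w$ is harmonic there and $|D^kw(x)|\le C_k|x|^{-2-k}\|u\|$ for $|x|\ge4R_0$. In particular, for $R\ge4R_0$ and with all norms taken over $\{|x|>R\}$,
\begin{equation}\label{eq:w}
\begin{gathered}
\|w\|_{L^2}+\big\||x|\nabla w\big\|_{L^2}\le CR^{-1/2}\|u\|,\qquad\|\nabla w\|_{L^2}\le CR^{-3/2}\|u\|,\\
\|\nabla w\|_{L^\infty}\le CR^{-3}\|u\|,\qquad\|w\|_{L^4}\le C\|u\| .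
\end{gathered}
\end{equation}
\end{lemma}

\begin{proof}
Because $u$ is divergence-free on all of $\mathbb R^3$, $\operatorname{div}(\psi u)=\nabla\psi\cdot u$, and \eqref{eq:helm}, \eqref{eq:helm2} give $\Pi(\psi u)=\psi u+\nabla\Gamma*(\nabla\psi\cdot u)$. Where $\psi=1$ this yields $u=v+w$ with
\[
w=-\nabla\Gamma*(\nabla\psi\cdot u)+A(\nabla\psi\times u).
\]
Both terms are convolutions of first derivatives of $\Gamma$ with densities supported in $\{|y|\le2R_0\}$ and of $L^1$ norm at most $C\|u\|$. So $w$ is harmonic for $|x|>2R_0$, and the pointwise bounds follow from $|x-y|\ge|x|/2$ for $|x|\ge4R_0$. For \eqref{eq:w} use $\int_{|x|>R}|x|^{-4}dx=4\pi R^{-1}$, $\int_{|x|>R}|x|^{-6}dx=\frac{4\pi}3R^{-3}$ and $\int_{|x|>4R_0}|x|^{-8}dx<\infty$.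
\end{proof}

Next we compare $JW$ with $\Pi W=W-\nabla g_W$ when $W$ lives far from the body.

\begin{lemma}[Structure of the test field]\label{lem:Z}
Let $u\in\mathcal V$, $v=J^*u$, $R\ge4R_0$, $W=\phi_Rv$ and $g=g_W$. Then $W,\nabla g\in H^1$ and
\[
JW=W-\nabla g+Z,\qquad Z=(1-\psi)\nabla g+\nabla\psi\times AW,\qquad\operatorname{supp}Z\subset\overline{B_{2R_0}},
\]
\begin{equation}\label{eq:gZ}
\|\nabla g\|\le\|W\|\le C\|u\|,\qquad\|\nabla^2g\|\le CR^{-1}\|u\|,\qquad\|Z\|_{W^{1,\infty}}\le CR^{-1/2}\|u\| .
\end{equation}
\end{lemma}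

\begin{proof}
By Lemma~\ref{lem:J}, $v\in H^1$ is divergence-free with $\|v\|\le C\|u\|$, so $\operatorname{div}W=\nabla\phi_R\cdot v$, and the bounds for $g$ follow from \eqref{eq:helm} and \eqref{eq:helm2}. Since $\psi=1$ on the support of $W$, \eqref{eq:J} gives $JW=W-\psi\nabla g+\nabla\psi\times AW$, which is the decomposition. For $|x|\le2R_0$ and $|y|\ge R\ge4R_0$ we have $|x-y|\ge|y|/2$, so we may differentiate under the integrals that define $AW$ and $g$: for $k=0,1,2$,
\[
|D^kAW(x)|+|D^kg(x)|\le C\int_{|y|\ge R}|y|^{-2-k}|W(y)|\,dy\le CR^{-1/2-k}\|W\|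
\]
by the Cauchy--Schwarz inequality. As $R\ge4R_0$, each of these is at most $CR^{-1/2}\|u\|$.
\end{proof}

The exponent $\frac12$ in \eqref{eq:tail} has this origin: it is the decay of the $L^2(|y|>R)$ norm of the kernel $|y|^{-2}$, here and in \eqref{eq:w}.

\section{The uniform tail estimate}\label{sec:tail}

\begin{proposition}\label{prop:tail}
For all $n\ge1$, $R\ge4R_0$ and $t\ge0$,
\begin{equation}\label{eq:tailn}
\int_{|x|>2R}|u_n(t)|^2\,dx\le4\int_{|x|>R}|u_0|^2\,dx+K(1+t)\Big(R^{-1/2}+\frac1n\Big).
\end{equation}
\end{proposition}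

\begin{proof}
We drop the index $n$. At each time with $u(t)\in\mathcal V$ let $v,w,W,g,Z$ be as in Lemmas~\ref{lem:far} and~\ref{lem:Z}, and let $L$ be the form \eqref{eq:L} with $\bar u=\rho_n*u$, $\theta=\theta_n$, so that $a=a_n[u]$ and $\delta\le1/n$ by \eqref{eq:theta}.

\medskip\noindent\emph{Step 1: the balance law.}
The operator $S=J\phi_RJ^*$ is bounded on $H$ and on $\mathcal V$ by Lemma~\ref{lem:J}. Fields in the range of $J$ vanish on $\mathcal B$, so for $u_1,u_2\in H$
\[
\langle u_1,Su_2\rangle_H=(u_1,J\phi_RJ^*u_2)=(J^*u_1,\phi_RJ^*u_2),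
\]
which is symmetric in $u_1,u_2$. For $U\in C^1([0,T];\mathcal V)$ this gives $\langle U,SU\rangle_H\big|_s^t=2\int_s^t\langle U',SU\rangle\,d\tau$. Both sides are continuous on $\mathcal W_T$, so the identity holds for $u$ by density. Thus $\int\phi_R|v|^2=\langle u,Su\rangle_H$ is absolutely continuous and $\frac12\frac d{dt}\int\phi_R|v|^2=\langle u',JW\rangle$.

Take $\varphi=JW\in\mathcal V$ in \eqref{eq:An}. The two terms of the body vanish, since $\xi_\varphi=\omega_\varphi=0$. As $\varphi=0$ on $\mathcal B$, integrals over $\Omega$ are integrals over $\mathbb R^3$, and $\int a\cdot\nabla(u\cdot\varphi)=0$ by \eqref{eq:ibp} gives $b(a,u,\varphi)=-\int(a\cdot\nabla\varphi)\cdot u$. Hence $\langle u',JW\rangle=L(u,JW)$. Insert $JW=W-\nabla g+Z$, and $u=v+w$ on the support of $W$: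
\begin{equation}\label{eq:balance}
\frac12\frac d{dt}\int\phi_R|v|^2=L(v,\phi_Rv)-L(u,\nabla g)+L(w,W)+L(u,Z),
\end{equation}
where the integrals in $L(w,W)$ are over $\{|x|>R\}$. The first two terms are those of \eqref{eq:model}; the last two are due to the body.

\medskip\noindent\emph{Step 2: the whole-space terms.}
For $|x|>R$ we have $v=u-w$, so \eqref{eq:L4}, \eqref{eq:w} and \eqref{eq:bounds} give $\|v\|_{L^4(|x|>R)}^2\le2\|u\|_4^2+2\|w\|_{L^4(|x|>R)}^2\le K(1+\|\nabla u\|^{3/2})$. With $\|\bar u\|\le\|u\|\le K$ and $\|v\|\le K$, Lemma~\ref{lem:loc} yields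
\[
L(v,\phi_Rv)\le KR^{-2}+KR^{-1}(1+\|\nabla u\|^{3/2}).
\]
By Lemma~\ref{lem:grad}, \eqref{eq:gZ}, $\|\bar u\|_4\le\|u\|_4$ and \eqref{eq:L4},
\[
|L(u,\nabla g)|\le KR^{-1}\|\nabla u\|^{3/2}+K/n .
\]

\medskip\noindent\emph{Step 3: the harmonic remainder.}
The field $W\in H^1(\mathbb R^3)$ vanishes for $|x|<R$, so it is a limit in $H^1$ of fields $W_k\in C_c^\infty(\{|x|>R\})$, and $w\in H^1(\{|x|>R\})$ by \eqref{eq:w}. Since $w$ is harmonic, $\int\nabla w:\nabla W_k=0$; since $a$ is divergence-free, $\int(a\cdot\nabla W_k)\cdot w=-\int W_k\cdot(a\cdot\nabla w)$. In the limit,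
\[
L(w,W)=-\int W\cdot(\bar u\cdot\nabla w)+\int W\cdot(\xi\cdot\nabla w)+\int\theta\,W\cdot(\beta\cdot\nabla w)-\int\theta(\omega\times w)\cdot W .
\]
With the norms of $w$ taken over $\{|x|>R\}$, \eqref{eq:w} gives
\begin{align*}
|L(w,W)|&\le\|W\|\Big(\|\bar u\|\,\|\nabla w\|_{L^\infty}+|\xi|\,\|\nabla w\|_{L^2}+|\omega|\big\||x|\nabla w\big\|_{L^2}+|\omega|\,\|w\|_{L^2}\Big)\\
&\le K\big(R^{-3}+R^{-3/2}+R^{-1/2}\big).
\end{align*}
Here the growth of $\beta$ is not canceled; it is absorbed by the decay $|x|^{-3}$ of $\nabla w$.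

\medskip\noindent\emph{Step 4: the correction near the body.}
On $B_{2R_0}$, $\|a\|_{L^2(B_{2R_0})}\le\|u\|+C(|\xi|+|\omega|)\le K$. As $Z$ is supported in $\overline{B_{2R_0}}$, \eqref{eq:gZ} gives
\[
|L(u,Z)|\le C\|Z\|_{W^{1,\infty}}\big(\|\nabla u\|+\|a\|_{L^2(B_{2R_0})}\|u\|+|\omega|\,\|u\|\big)\le KR^{-1/2}(1+\|\nabla u\|).
\]

\medskip\noindent\emph{Step 5: integration.}
Since $R\ge4R_0$, every negative power of $R$ above is at most $CR^{-1/2}$, and $\sigma,\sigma^{3/2}\le1+\sigma^2$ for $\sigma\ge0$. So \eqref{eq:balance} gives $\frac d{dt}\int\phi_R|v|^2\le KR^{-1/2}(1+\|\nabla u\|^2)+K/n$, and by \eqref{eq:bounds}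
\[
\int\phi_R|v(t)|^2\le\int\phi_R|v(0)|^2+K(1+t)\Big(R^{-1/2}+\frac1n\Big).
\]
Lemma~\ref{lem:far} holds for every element of $H$, hence at every time, and \eqref{eq:w} gives
\[
\int_{|x|>2R}|u(t)|^2\le2\int\phi_R|v(t)|^2+KR^{-1},\qquad\int\phi_R|v(0)|^2\le2\int_{|x|>R}|u_0|^2+KR^{-1}.
\]
The three inequalities together give \eqref{eq:tailn}.
\end{proof}

No relation between $n$ and $R$ is required, which is what allows the limit $n\to\infty$ to be taken before $R\to\infty$.

\section{Proof of Theorem~\ref{thm:main}}\label{sec:limit}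

\noindent\emph{Step 1: extraction of a limit.}
Let $\varphi\in\mathcal D$ have support in $B_\lambda$. The bound \eqref{eq:N} is not uniform in $n$, but $\varphi$ and $\nabla\varphi$ are bounded and $\|a_n[u_n]\|_{L^2(B_\lambda)}\le\|u_n\|+C_\lambda(|\xi_n|+|\omega_n|)$. So \eqref{eq:An} and \eqref{eq:bounds} give $|\frac d{dt}\langle u_n,\varphi\rangle_H|\le K_\varphi(1+\|\nabla u_n\|)$, and therefore
\begin{equation}\label{eq:equi}
|\langle u_n(t)-u_n(s),\varphi\rangle_H|\le K_\varphi\big(|t-s|+|t-s|^{1/2}\big).
\end{equation}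
By Lemma~\ref{lem:dense}, Lemma~\ref{lem:compact} applies. Let $u$ be the limit and $\xi=\xi_u$, $\omega=\omega_u$. Then $u(0)=u_0$, the bounds \eqref{eq:bounds} pass to the limit, $\xi$ and $\omega$ are continuous, and $u(t)\in\mathcal V$ for almost every $t$. These are properties (a) and (b) of Definition~\ref{def:weak}.

\medskip\noindent\emph{Step 2: the tail and strong convergence.}
For each $t$, $u_n(t)\rightharpoonup u(t)$ in $L^2(\{|x|>2R\})$, so \eqref{eq:tail} follows from \eqref{eq:tailn} by weak lower semicontinuity of the norm. From $|u_n-u|^2\le2|u_n|^2+2|u|^2$, \eqref{eq:tailn}, \eqref{eq:tail} and Lemma~\ref{lem:compact}(iii) on $B_{2R}$,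
\[
\limsup_{n\to\infty}\int_0^T\|u_n-u\|^2dt\le4T\Big(4\int_{|x|>R}|u_0|^2+K(1+T)R^{-1/2}\Big)\qquad(R\ge4R_0).
\]
Letting $R\to\infty$, we find $u_n\to u$ in $L^2((0,T)\times\mathbb R^3)$ for every $T$. Along a further subsequence, chosen diagonally for $T=1,2,\dots$, $u_n(s)\to u(s)$ strongly in $L^2(\mathbb R^3)$, hence in $H$, for all $s$ in a set $G$ of full measure. We may take $0\in G$ because $u_n(0)=u_0$.

\medskip\noindent\emph{Step 3: the limit is a weak solution.}
Let $\varphi$ be a test field, vanishing for $t\ge T$ and for $|x|\ge\lambda$, where $\lambda>R_0$. For $t\ge T$ the rigid field $\eta+\chi\times x$ vanishes on $\partial\Omega$, which is not contained in a line, so $\eta=\chi=0$. Extended by $\eta+\chi\times x$ into $\mathcal B$, $\varphi$ belongs to $C^1([0,T];\mathcal V)$. Integrating $\frac d{dt}\langle u_n,\varphi\rangle_H=\langle u_n',\varphi\rangle+\langle u_n,\varphi_t\rangle_H$ and using \eqref{eq:An} and \eqref{eq:korn},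
\[
\int_0^T\big[-\langle u_n,\varphi_t\rangle_H+2(\mathbb D(u_n),\mathbb D(\varphi))_\Omega+\mathcal N_n(u_n,\varphi)\big]dt=\langle u_0,\varphi(0)\rangle_H .
\]
The first two terms converge by Lemma~\ref{lem:compact}(i), (ii). For $n\ge\lambda$ we have $\theta_n=1$ on $B_\lambda$, so the three cross-product terms in $\mathcal N_n$ converge to those of \eqref{eq:weak}. Moreover $\|\rho_n*u_n-u\|\le\|u_n-u\|+\|\rho_n*u-u\|$ tends to $0$ in $L^2(0,T)$, so $a_n[u_n]\to u-V$ strongly in $L^2((0,T)\times B_\lambda)$. Since $\varphi$ and $\nabla\varphi$ are bounded on $(0,T)\times\Omega$, $u_n\to u$ strongly and $\nabla u_n\rightharpoonup\nabla u$ weakly in $L^2$,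
\[
\int_0^Tb(a_n[u_n],u_n,\varphi)\,dt\to\frac12\int_0^T\!\!\int_\Omega\big[((u-V)\cdot\nabla u)\cdot\varphi-((u-V)\cdot\nabla\varphi)\cdot u\big]dx\,dt .
\]
It remains to undo the skew-symmetrization; this is where the boundary condition of the limit enters. Fix $t$ with $u(t)\in\mathcal V$. The field $u-V$ is divergence-free on $\mathbb R^3$ and vanishes on $\mathcal B$, and $p=u\cdot\varphi\in H^1(\mathbb R^3)$ is supported in $\overline{B_\lambda}$. Approximating $p$ in $H^1$ by functions in $C_c^\infty(B_{2\lambda})$ gives $\int_\Omega(u-V)\cdot\nabla(u\cdot\varphi)=\int(u-V)\cdot\nabla p=0$. So the second term in the bracket has the same integral as the first, the limit is $\int_0^T((u-V)\cdot\nabla u,\varphi)_\Omega\,dt$, and \eqref{eq:weak} holds.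

\medskip\noindent\emph{Step 4: the strong energy inequality.}
Let $s\in G$ and $t>s$. Weak lower semicontinuity of $\|\cdot\|_H$ and of the norm of $L^2((s,t)\times\mathbb R^3)$, the equality \eqref{eq:equality} and strong convergence at time $s$ give
\[
\|u(t)\|_H^2+2\int_s^t\|\nabla u\|^2d\tau\le\liminf_{n\to\infty}\Big(\|u_n(t)\|_H^2+2\int_s^t\|\nabla u_n\|^2d\tau\Big)=\lim_{n\to\infty}\|u_n(s)\|_H^2=\|u(s)\|_H^2 .
\]
By \eqref{eq:korn} this is \eqref{eq:main}. \qed

\section{Forces and torques: proof of Theorem~\ref{thm:forces}}\label{sec:forces}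

Let $h(t)=\|f(t)\|_{L^2(\Omega)}+|F(t)|+|M(t)|$, a function in $L^1_{\mathrm{loc}}([0,\infty))$, and let $\ell(t;\varphi)=(f(t),\varphi)_\Omega+F(t)\cdot\xi_\varphi+M(t)\cdot\omega_\varphi$ for $\varphi\in H$, so that $|\ell(t;\varphi)|\le Ch(t)\|\varphi\|_H$. Data that are only integrable in time do not give $u'\in L^2(0,T;\mathcal V')$, so we switch them off when they are large: let $\sigma_n(t)=1$ if $h(t)\le n$ and $\sigma_n(t)=0$ otherwise. Then $\sigma_nh\le\min(h,n)$ and $\int_0^T(1-\sigma_n)h\,dt\to0$. Constants $K_T$ may depend also on $T$ and $\int_0^Th\,dt$.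

\medskip\noindent\emph{Approximate problems.}
Put $\sigma_n(t)\ell(t;\varphi)$ on the right side of \eqref{eq:An}. For fixed $n$ this term is bounded in time with values in $H'$. The Galerkin system acquires a bounded measurable inhomogeneity and is solved in the sense of Carath\'eodory. Testing with the solution gives, for $u^k$ and then for $u_n$, an absolutely continuous $y^2=\|u\|_H^2$ with $(y^2)'+2\|\nabla u\|^2=2\sigma_n\ell(t;u)\le2Chy$. Hence $\frac d{dt}(y^2+\varepsilon)^{1/2}\le Ch$ for every $\varepsilon>0$, so $y(t)\le\|u_0\|_H+C\int_0^th$, and then $\int_0^T\|\nabla u\|^2\le K_T$. With these bounds the proof of Lemma~\ref{lem:approx} goes through, since the new term does not depend on $k$. We obtain $u_n$ satisfying \eqref{eq:bounds} on $[0,T]$ with $K_T$, and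
\begin{equation}\label{eq:equalityf}
\|u_n(t)\|_H^2+2\int_s^t\|\nabla u_n\|^2d\tau=\|u_n(s)\|_H^2+2\int_s^t\sigma_n\ell(\tau;u_n)\,d\tau .
\end{equation}

\medskip\noindent\emph{Tail estimate.}
Let $\hat f$ be the extension of $f$ by $0$ to $\mathcal B$. Since $\xi_{JW}=\omega_{JW}=0$, the only new term on the right of \eqref{eq:balance} is $\sigma_n(\hat f,JW)=\sigma_n(J^*\hat f,\phi_Rv)$, and it is bounded by $K_T\|J^*\hat f(t)\|_{L^2(|x|>R)}$, a quantity independent of $n$. So for $t\le T$
\[
\int_{|x|>2R}|u_n(t)|^2\le4\int_{|x|>R}|u_0|^2+K_T\Big(R^{-1/2}+\frac1n\Big)+K_T\int_0^T\|J^*\hat f(\tau)\|_{L^2(|x|>R)}\,d\tau .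
\]
The integrand tends to $0$ as $R\to\infty$ for almost every $\tau$ and is dominated by $Ch(\tau)$, so the last integral tends to $0$.

\medskip\noindent\emph{The limit.}
In \eqref{eq:equi} the term $C\|\varphi\|_H\int_s^th\,d\tau$ is added; it is independent of $n$ and uniformly small with $|t-s|$ on $[0,T]$, so Lemma~\ref{lem:compact} applies. Step~2 of Section~\ref{sec:limit}, with the tail estimate just proved, gives the uniform vanishing of the tail of $u$ on $[0,T]$ and a set $G\ni0$ of full measure on which $u_n(s)\to u(s)$ in $H$. In Step~3 the new term $\int_0^T\sigma_n\ell(t;\varphi)\,dt$ tends to $\int_0^T\ell(t;\varphi)\,dt$ by dominated convergence. In Step~4 we use \eqref{eq:equalityf}: for each $\tau$ outside a null set, $\sigma_n(\tau)=1$ for large $n$ and $\ell(\tau;u_n(\tau))\to\ell(\tau;u(\tau))$ by weak convergence, while $|\sigma_n\ell(\tau;u_n)|\le K_Th(\tau)$. Hence $\int_s^t\sigma_n\ell(\tau;u_n)\,d\tau\to\int_s^t\ell(\tau;u)\,d\tau$, and the inequality follows for all $s\in G$ and $t>s$. \qed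

\section{Admissible times: proof of Theorem~\ref{thm:times}}\label{sec:times}

The equation plays no role here. Let $X=L^2(\Omega)\times\mathbb R^3\times\mathbb R^3$ with the Hilbert norm $\|(u,\xi,\omega)\|_X^2=\|u\|_{L^2(\Omega)}^2+m|\xi|^2+I\omega\cdot\omega$. By Definition~\ref{def:weak}(a), $U=(u,\xi,\omega)$ is weakly continuous in $X$, so $E=\|U\|_X^2$ is lower semicontinuous; and since $\xi,\omega$ are continuous, $U$ is strongly right-continuous at $s$ if and only if $u$ is. The dissipation integral in \eqref{eq:Lambda} is continuous in $t$, so $\Lambda$ is lower semicontinuous as well. The set in the theorem is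
\[
G_*=\{s\ge0:\ \Lambda(t)\le\Lambda(s)\text{ for all }t>s\}.
\]

\emph{The set $G_*$ contains $0$ and has full measure.} That $0\in G_*$ is part of \eqref{eq:sei}. In \eqref{eq:sei} the exceptional set of $s$ may depend on $t$; let $N$ be the union of these null sets over rational $t>0$. If $s\notin N$ and $t>s$, choose rationals $t_k\to t$, $t_k>s$. Then $\Lambda(t)\le\liminf_k\Lambda(t_k)\le\Lambda(s)$.

\emph{Points of $G_*$ are points of right-continuity.} If $s\in G_*$, then $\|U(t)\|_X\le\|U(s)\|_X$ for $t>s$. As $t\downarrow s$, $U(t)\rightharpoonup U(s)$, so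
\[
\|U(t)-U(s)\|_X^2\le2\|U(s)\|_X^2-2\langle U(t),U(s)\rangle_X\to0 .
\]

\emph{Points of right-continuity lie in $G_*$.} Let $U$ be strongly right-continuous at $s$ and let $t>s$. Since $G_*$ has full measure, there are $s_k\in G_*\cap(s,t)$ with $s_k\downarrow s$, and $\Lambda(t)\le\Lambda(s_k)\to\Lambda(s)$.

\emph{Monotonicity.} The function $e(t)=\inf\{E(s):s\in G_*,\ s\le t\}$ is finite because $0\in G_*$, and it is nonincreasing. If $t\in G_*$, then $E(t)\le E(s)$ for all $s\in G_*$ with $s\le t$, so $e(t)=E(t)$. Thus $E=e$ almost everywhere. \qed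

\begin{remark}
For the solution of Theorem~\ref{thm:main} we have $G\subset G_*$. Hence \eqref{eq:main} holds with $G_*$ in place of $G$, a set defined without reference to the approximating sequence, and the solution is strongly right-continuous in $L^2(\Omega)$ at $t=0$ and at almost every time.
\end{remark}

\begin{thebibliography}{9}

\bibitem{MP}
Paolo Maremonti and Filippo Palma,
\emph{On the interaction between a rigid-body and a viscous-fluid: existence of a weak solution and a suitable Th\'eor\`eme de Structure},
arXiv:2602.11787 (2026).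

\end{thebibliography}
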